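# Superintegrable metrics on surfaces are real-analytic in isothermal coordinates

## 1. A guess: analytic away from the zeros of the leading coefficient

Let $M$ be a connected surface with a $C^\infty$-smooth Riemannian metric $g$. Its geodesic flow is the Hamiltonian system on $T^*M$ with Hamiltonian $H=\frac12 g^{ij}p_ip_j$. We suppose that this flow has, besides $H$, two further integrals that are polynomial in the momenta, and we ask how smooth the metric then has to be.

**Definition (integral).** A function $F:T^*M\to\mathbb R$ is an integral if $\{F,H\}=0$ for the canonical Poisson bracket. It is polynomial in momenta of degree $d$ if in local coordinates $F=\sum_{i=0}^d a_i(x_1,x_2)\,p_1^{d-i}p_2^i$.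

**Definition (superintegrable).** Functions are functionally independent if their differentials are linearly independent at almost every point. The metric is superintegrable if there are three functionally independent integrals polynomial in momenta; here they are $H,A,B$, with $A$ of degree $n$ and $B$ of degree $k$.

**Definition (isothermal chart).** A chart $(x_1,x_2)$ in which $g=\lambda(dx_1^2+dx_2^2)$ with $\lambda>0$. Every point of a smooth surface has one, and with $z=x_1+ix_2$ the changes between isothermal charts are holomorphic or antiholomorphic.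

The following conjecture is taken from Vladimir S. Matveev, "Real-analyticity of 2-dimensional superintegrable metrics and solution of two Bolsinov-Kozlov-Fomenko conjectures", arXiv:2501.18485 (2025).

**Conjecture.** Suppose a $C^\infty$-smooth metric $g=\lambda(dx_1^2+dx_2^2)$ on a connected 2-dimensional manifold is superintegrable with polynomial integrals $A=\sum a_ip_1^{n-i}p_2^i$ and $B=\sum b_jp_1^{k-j}p_2^j$. Then, on a complement to a discrete set of points, the functions $\lambda,a_i,b_j$ are real-analytic in $x_1,x_2$.

A natural first guess is that this is true, and that the discrete set consists of the zeros of one particular coefficient of $A$. We shall see in a moment that in complex notation the leading coefficient of $A$ is holomorphic. Where it does not vanish, a holomorphic change of coordinates makes it equal to $1$, and one may hope to compute; at its zeros this normalization breaks down. So the guess is: analytic, except perhaps at those zeros. Half of the guess will survive.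

Two observations mark the limits of the question. One extra integral is not enough: if $\lambda=\lambda(x_1)$ is any smooth positive function, then $H$ does not depend on $x_2$, so $p_2$ is an integral. And the coordinates must be isothermal: a smooth non-analytic change of coordinates destroys analyticity of everything, whereas holomorphic changes preserve it.

**Example F (flat plane).** Let $\lambda=1$, $A=x_1p_2-x_2p_1$, $B=p_1$. Then $dB=dp_1$ and $dH=p_1dp_1+p_2dp_2$, while $dA$ contains $p_2\,dx_1$, so the three differentials are independent where $p_2\ne0$. Everything is analytic, including the origin, where both coefficients of $A$ vanish. This example will accompany us.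

## 2. Complex momenta and the equations for the coefficients

Work on an open disc $U$ in the $(x_1,x_2)$-plane of an isothermal chart. Put
$$z=x_1+ix_2,\qquad p=\tfrac12(p_1-ip_2),\qquad \bar p=\tfrac12(p_1+ip_2).$$
Then $p\,dz+\bar p\,d\bar z=2\operatorname{Re}(p\,dz)=p_1dx_1+p_2dx_2$, so, up to an irrelevant sign,
$$\{f,g\}=f_pg_z+f_{\bar p}g_{\bar z}-g_pf_z-g_{\bar p}f_{\bar z}. \tag{1}$$
Since $p\bar p=\frac14(p_1^2+p_2^2)$, we have $H=h\,p\bar p$ with $h=2/\lambda>0$. The coefficients of a polynomial in $(p,\bar p)$ and those in $(p_1,p_2)$ are related by a constant invertible linear map, so analyticity may be tested on the former. From now on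
$$A=\sum_{j=0}^n a_jp^{n-j}\bar p^{\,j},\qquad B=\sum_{j=0}^k b_jp^{k-j}\bar p^{\,j},\qquad a_{n-j}=\overline{a_j},\quad b_{k-j}=\overline{b_j},$$
the last relations because $A,B$ are real. "Smooth" functions are complex valued, and we also allow integrals with complex coefficients.

In Example F: $p_1=p+\bar p$ and $p_2=i(p-\bar p)$, so $H=2p\bar p$, $A=iz\,p-i\bar z\,\bar p$, $B=p+\bar p$. By (1), $\{A,B\}=-A_z-A_{\bar z}=-ip+i\bar p=-p_2$.

**The coefficient equations.** Let $N=\sum_{j=0}^d n_jp^{d-j}\bar p^{\,j}$ have smooth complex coefficients. By (1),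
$$\{H,N\}=h\bar p\,N_z+hp\,N_{\bar z}-h_zp\bar p\,N_p-h_{\bar z}p\bar p\,N_{\bar p}.$$
Collect the coefficient of $p^{d-j}\bar p^{\,j+1}$. The first term gives $h\,n_{j,z}$, the second $h\,n_{j+1,\bar z}$, the third $-(d-j)h_zn_j$, the fourth $-(j+1)h_{\bar z}n_{j+1}$. So $N$ is an integral if and only if, with $n_{-1}=n_{d+1}=0$,
$$h\,(n_{j,z}+n_{j+1,\bar z})=(d-j)h_zn_j+(j+1)h_{\bar z}n_{j+1},\qquad -1\le j\le d. \tag{2}$$
Substituting $n_j=h^ju_j$ and using $h_z/h^2=-\frac12\lambda_z$ turns (2) into
$$u_{j+1,\bar z}=-\tfrac12\bigl[(d-2j)\lambda_zu_j+\lambda u_{j,z}\bigr]. \tag{3}$$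
Indeed the terms with $h_{\bar z}u_{j+1}$ cancel, and what is left is $h^{j+2}u_{j+1,\bar z}=(d-2j)h_zh^ju_j-h^{j+1}u_{j,z}$.

**Lemma 1 (the two ends of an integral).** Let $N\not\equiv0$ on $T^*U$ be a polynomial integral of degree $d$ with smooth complex coefficients. If $i$ is the least index with $n_i\not\equiv0$ on $U$, then $n_i/h^i$ is holomorphic. If $i$ is the greatest such index, then $n_i/h^{d-i}$ is antiholomorphic. In particular $N$ has nonzero Taylor series at every $c\in U$.

*Proof.* For the least index, (2) with $j=i-1$ reads $h\,n_{i,\bar z}=i\,h_{\bar z}n_i$, that is $\partial_{\bar z}(n_i/h^i)=0$. For the greatest, (2) with $j=i$ reads $h\,n_{i,z}=(d-i)h_zn_i$, that is $\partial_z(n_i/h^{d-i})=0$. A holomorphic function that is $\not\equiv0$ on the connected set $U$ has nonzero Taylor series at each point, and $h>0$, so the Taylor series of $n_i$ at $c$ is nonzero.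

Thus $a_0$ is holomorphic, and so are $b_0$ and any other coefficient with index $0$.

**Change of chart.** For a holomorphic change $z\mapsto w(z)$ we have $p=w'p_w$, so
$$n_j\ \text{becomes}\ n_j\,w'^{\,d-j}\,\overline{w'}^{\,j},\qquad h\ \text{becomes}\ h\,|w'|^2. \tag{4}$$
Where $a_0\neq0$ we can take $w'=a_0^{-1/n}$ and get $a_0=1$.

## 3. Degrees $(1,1)$ and $(2,1)$ by hand

Work near a point where $a_0\ne0$, in a chart with $a_0=1$; all functions live on a small open square.

**A linear integral $B$.** Write $b_0=\beta_1+i\beta_2$, holomorphic, so $B=\operatorname{Re}\bigl((\beta_1+i\beta_2)(p_1-ip_2)\bigr)=\beta_1p_1+\beta_2p_2$. Equation (2) with $d=1$, $j=0$ is $h(b_{0,z}+\overline{b_0}_{,\bar z})=h_zb_0+h_{\bar z}\overline{b_0}$. In terms of $\lambda=2/h$ this is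
$$\beta_1\lambda_{x_1}+\beta_2\lambda_{x_2}+2\lambda\,\partial_{x_1}\beta_1=0,\qquad \partial_{x_1}\beta_1=\partial_{x_2}\beta_2. \tag{5}$$

**Degrees $(1,1)$.** Here $A=p+\bar p=p_1$, and (5) for $A$ gives $\lambda=\lambda(x_2)$, an arbitrary smooth function so far. If $\beta_2\equiv0$, then the holomorphic function $b_0$ is a real constant and $B$ is a multiple of $A$, which is excluded. Otherwise fix $x_1=c$ close to the given point with $\beta_2(c,\cdot)\not\equiv0$. Multiplying (5) by $\beta_2$ gives $\partial_{x_2}(\beta_2^2\lambda)=0$ on the line $x_1=c$. So $\beta_2(c,\cdot)^2\lambda$ is a constant, nonzero since $\lambda>0$ and $\beta_2(c,\cdot)\not\equiv0$. Hence $\lambda=\mathrm{const}/\beta_2(c,x_2)^2$ is analytic.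

**Degrees $(2,1)$.** Here $A=p^2+a_1p\bar p+\bar p^2$ with $a_1=hu$ real. Equation (3) with $d=2$, $j=0$ gives $u_{\bar z}=-\lambda_z$, and conjugating, $u_z=-\lambda_{\bar z}$. Hence $\lambda_{zz}=\lambda_{\bar z\bar z}$. Since $\partial_z^2-\partial_{\bar z}^2=-i\,\partial_{x_1}\partial_{x_2}$, this says $\lambda_{x_1x_2}=0$, so
$$\lambda=f(x_1)+g(x_2)$$
with smooth $f,g$. Now bring in $B$.

Suppose first that $\beta_1\equiv0$. Then $b_0$ is an imaginary constant, $B$ is a multiple of $p_2$, and (5) gives $\lambda=\lambda(x_1)$. The equations for $u$ become $u_{x_1}=-\lambda'$, $u_{x_2}=0$, so $u=-\lambda+\mathrm{const}$, $a_1=-2+\mathrm{const}\cdot h$, and $A=(p-\bar p)^2+\mathrm{const}\cdot H=-p_2^2+\mathrm{const}\cdot H$. This depends on $H$ and $B$, which is excluded. In the same way $\beta_2\equiv0$ gives $\lambda=\lambda(x_2)$ and $A=p_1^2+\mathrm{const}\cdot H$ with $B$ a multiple of $p_1$, also excluded.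

So $\beta_1\not\equiv0$, and we may choose a line $x_2=c$ close to the given point on which $\beta_1\not\equiv0$. On it, multiply (5) by $\beta_1$:
$$\partial_{x_1}\bigl(\beta_1^2f\bigr)=-\beta_1\beta_2\,g'(c)-2\beta_1(\partial_{x_1}\beta_1)\,g(c).$$
The right side is analytic in $x_1$, hence so is $\beta_1^2f=:\Phi$. At a zero of order $m$ of $\beta_1^2$, smoothness of $f$ forces $\Phi$ to vanish to order at least $m$, so $f=\Phi/\beta_1^2$ is analytic there too. The same with $\beta_2$ gives $g$ analytic. So $\lambda$ is analytic, then $u$, and all coefficients are.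

The last division deserves attention. The unknown smooth $f$ satisfied a polynomial (here linear) equation whose coefficients are analytic *and known in advance*, and smoothness carried us across the zeros of the leading coefficient $\beta_1^2$.

## 4. Degree three: a cubic symbol with a real zero

The computation above suggests a program: normalize $a_0=1$, eliminate the coefficients of $A$ from (3), obtain a differential equation for $\lambda$, and use it. Let us try $n=3$.

Here $a_0=a_3=1$, $a_1=hu_1$, and $a_2=\overline{a_1}=h^2u_2$ gives $u_2=\frac12\lambda\overline{u_1}$. Equation (3) with $j=0$ is $u_{1,\bar z}=-\frac32\lambda_z$. Choose, on a smaller disc, a real smooth $\varphi$ with $\varphi_{z\bar z}=\lambda$. Then $u_1+\frac32\varphi_{zz}$ is holomorphic; adding to $\varphi$ the function $\psi+\bar\psi$ with a suitable holomorphic $\psi$, we reach $u_1=-\frac32\varphi_{zz}$. Equation (3) with $j=1$ is $\frac12(\lambda\overline{u_1})_{\bar z}=-\frac12(\lambda u_1)_z$, that is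
$$\operatorname{Re}\,\partial_z\bigl(\varphi_{z\bar z}\,\varphi_{zz}\bigr)=0, \tag{6}$$
and $j=2$ is the conjugate of $j=0$. So a cubic integral is one nonlinear third-order equation for the single real function $\varphi$. Its principal symbol at a real covector, with $\partial_z$ replaced by $\xi=\frac12(\xi_1-i\xi_2)$, is
$$2\operatorname{Re}\bigl(\varphi_{z\bar z}\,\xi^3+\varphi_{zz}\,\xi^2\bar\xi\bigr).$$
This is a real binary cubic form. It changes sign when the covector does, so on the unit circle it has a zero. Equation (6) is therefore never elliptic, and elliptic regularity yields nothing from $A$ alone. (For $n=2$ the equation $\lambda_{x_1x_2}=0$ is hyperbolic and visibly has non-analytic solutions.)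

The second integral gives more equations for the same $\lambda$. To combine them one would differentiate, solve for the highest derivatives, and divide by expressions in the derivatives of the unknown. This is where the program stops. In degrees $(2,1)$ we divided by $\beta_1^2$, a function known to be analytic; here the divisor is made of the smooth unknown itself, and we know nothing about its zeros.

What we keep from Section 3 is its last line: a smooth function that satisfies a polynomial equation with analytic coefficients should be analytic. We shall find out that such equations exist for $h,a_j,b_j$ *without writing them down*.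

## 5. Theorems A and B, and derivations as detectors of transcendence

**Theorem A.** Let $g=\lambda(dx_1^2+dx_2^2)$ be $C^\infty$ and superintegrable with polynomial integrals $A,B$. Then $\lambda$ and all coefficients $a_i,b_j$ are real-analytic functions of the isothermal coordinates $(x_1,x_2)$, at every point.

So the conjecture is true, in every isothermal chart, with empty exceptional set: the first guess was right about analyticity and wrong about the zeros of $a_0$. The only assumptions are $C^\infty$ data, two real polynomial integrals $A,B$, and independence of $dH,dA,dB$ at almost every point (hence on a dense set) of $T^*M$.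

**Theorem B.** Let in addition $M$ be connected and oriented. Then there is a nonconstant meromorphic function $\zeta$ on the Riemann surface $M$ such that, off the discrete set of poles and critical points of $\zeta$, in the isothermal coordinate $\zeta$ the conformal factor of $g$ and all coefficients of $A,B$ (with respect to the momenta $p,\bar p$) are algebraic over $\mathbb C(\zeta,\bar\zeta)$: each satisfies $P(\zeta,\bar\zeta,\cdot)=0$ with a nonzero polynomial $P$ independent of the point.

Theorem B is a supplement, not needed for the conjecture. In Example F one may take $\zeta=1/(iz)$, as we shall see. Then $z=1/(i\zeta)$, $|dz|^2=|d\zeta|^2/|\zeta|^4$, so the conformal factor is $(\zeta\bar\zeta)^{-2}$; by (4) the coefficient $a_0=iz$ becomes $iz\,\zeta'=-1/z=-i\zeta$, and $b_0=1$ becomes $\zeta'=-i\zeta^2$.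

**The tool.** Let $L\subset K$ be fields of characteristic $0$. We use three textbook facts.

* A derivation of a field extends uniquely to any algebraic extension. If $Q$ is the minimal polynomial of $y$ over $L$ and $D$ is a derivation, then $0=Q^D(y)+Q'(y)\,Dy$, where $Q^D$ has the coefficients differentiated, and $Q'(y)\neq0$.
* Consequently, a derivation that kills $L$ kills every element algebraic over $L$.
* Conversely, if $y\in K$ is transcendental over $L$, there is a derivation $\delta$ of $K$ with $\delta|_L=0$ and $\delta y=1$, when $K$ is algebraically closed or, more generally, always: include $y$ in a transcendence basis of $K/L$, take the partial derivative with respect to $y$ on the purely transcendental subfield, and extend to the algebraic extension $K$.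

For instance, over $L=\mathbb C(X)$ every derivation trivial on $L$ kills $\sqrt{1+X}$, but some derivation trivial on $L$ takes the value $1$ on $e^X$.

So, to show that the Taylor series of $h,a_j,b_j$ at a point are algebraic over analytic functions, it suffices to show that **every derivation which kills the analytic functions kills them**. Such a $\delta$ is a wild object, but it acts on rational functions of the momentum direction $\varepsilon=\bar p/p$. On a projective line a rational function without poles is constant, and this rigidity will do the work. The plan is: algebra of integrals (Section 6), formal set-up (Sections 7, 8), the statement about $\delta$ (Section 9), algebraicity of Taylor series (Section 10), and finally analyticity (Section 11).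

## 6. Normalizing $A$, the bracket $C=\{A,B\}$, and an algebraic relation

Fix the disc $U$.

**Step 1: we may assume $a_0\not\equiv0$ on $U$ and $n\ge1$.** Degree $0$ integrals on $U$ are constant, since $\{H,f\}=h(\bar pf_z+pf_{\bar z})$; so $n,k\ge1$ by independence from $H$. Suppose $a_0\equiv0$. Then $a_n=\overline{a_0}\equiv0$. If $n=1$, then $A=0$ on $T^*U$, contradicting independence. If $n\ge2$, then $A=p\bar p\,A''=H\cdot(A''/h)$. Since $0=\{H,A\}=H\{H,A''/h\}$ and $H\ne0$ off the zero section, continuity shows that $A''/h$ is a smooth real integral of degree $n-2$. Iterate: $A=H^jA'$ with either $a_0'\not\equiv0$ and $\deg A'\ge1$, or $\deg A'=0$. In the second case $A'$ is constant and $A$ depends on $H$, a contradiction. From $dA=jH^{j-1}A'\,dH+H^j\,dA'$ we see that $dH,dA',dB$ are independent wherever $dH,dA,dB$ are. If $h$ and the coefficients of $A'$ are analytic, so are those of $A=h^j(p\bar p)^jA'$. So we replace $A$ by $A'$. By Lemma 1, $a_0$ is holomorphic and $a_n=\overline{a_0}$ is antiholomorphic, both $\not\equiv0$.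

**Step 2: $C:=\{A,B\}\not\equiv0$ on $T^*U$.** Where $dH,dA,dB$ are independent they span a 3-dimensional subspace of a 4-dimensional symplectic space. Isotropic subspaces have dimension at most $2$, so some bracket is nonzero; as $\{H,A\}=\{H,B\}=0$, it is $\{A,B\}$. By the Jacobi identity $C$ is a real polynomial integral, of degree $n+k-1\ge1$.

**Step 3: the real polynomial integrals of degree $N$ over a convex ball have dimension at most $(N+1)^2$.** Let $W\subset U$ be a strongly geodesically convex ball around $c\in U$: any two of its points are joined by exactly one geodesic in $W$, depending smoothly on the endpoints, and for $x\in W$ the exponential map at $x$ identifies an open set of tangent vectors with $W$. Choose $x_*\in W$ and $y_1,\dots,y_{N+1}\in W$ such that the geodesics from $x_*$ to the $y_i$ have pairwise nonparallel initial directions. This persists for $x$ in a neighborhood $V\subset W$ of $x_*$.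

Let $F$ be an integral of degree $N$ that vanishes on $T^*_{y_i}W$ for all $i$. It is constant along the geodesic flow. So for $x\in V$ the binary form $F(x,\cdot)$ of degree $N$ vanishes at $N+1$ pairwise nonproportional covectors, the momenta of the geodesics to the $y_i$, and therefore $F(x,\cdot)=0$. For arbitrary $x\in W$, $F(x,\cdot)$ now vanishes at the momenta of all geodesics from $x$ to points of $V$. These contain a nonempty open set, so $F(x,\cdot)=0$. Thus the linear map $F\mapsto(F|_{T^*_{y_i}W})_i$ is injective, and its target has dimension $(N+1)\cdot(N+1)$.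

**Step 4: near every $c\in U$ there is a nonzero polynomial $P$ with $P(A,B,C,H)=0$.** Let $q=2nk(n+k-1)$ and let $q\mid N$. Consider the monomials $A^\alpha B^\beta C^\gamma H^\mu$ with
$$\alpha=\tfrac qn\alpha',\quad \beta=\tfrac qk\beta',\quad \gamma=\tfrac q{n+k-1}\gamma',\quad \mu=\tfrac12\bigl(N-q(\alpha'+\beta'+\gamma')\bigr),\quad \alpha'+\beta'+\gamma'\le N/q$$
for integers $\alpha',\beta',\gamma'\ge0$. The exponents are nonnegative integers since $q$ is even, and each monomial is an integral of degree $n\alpha+k\beta+(n+k-1)\gamma+2\mu=N$. Their number $\binom{N/q+3}{3}$ is cubic in $N$, so exceeds $(N+1)^2$ for large $N$. By Step 3 they are linearly dependent over $W$.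

In Example F, $C=-p_2$ and the relation is $B^2+C^2-2H=0$.

## 7. Formal integrals on the line of momentum directions

Fix $c\in U$ and put $X=z-c$, $Y=\bar z-\bar c$.

**Definition (Taylor map).** $T_c:C^\infty(U)\to\mathbb C[[X,Y]]$ sends a function to its Taylor series at $c$, rewritten in $X,Y$ by an invertible linear substitution. It is a ring homomorphism and takes $\partial_z,\partial_{\bar z}$ to $\partial_X,\partial_Y$. It is injective on the ring $C^\omega(U)$ of complex-valued real-analytic functions on the connected set $U$. It is not injective on $C^\infty(U)$, which is why Lemma 1 speaks of nonzero Taylor series.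

Let $K$ be an algebraic closure of $\operatorname{Frac}\mathbb C[[X,Y]]$, with the unique extensions of $\partial_X,\partial_Y$.

**Lemma 2.** If $f\in K$ and $f_X=f_Y=0$, then $f\in\mathbb C$.

*Proof.* First let $f=g/q$ with coprime $g,q\in\mathbb C[[X,Y]]$ (a factorial ring). From $g_Xq=gq_X$ and $g_Yq=gq_Y$ we get $q\mid q_X$ and $q\mid q_Y$. If $q$ had order $m\ge1$, then its lowest homogeneous part of degree $m$ would have a nonzero partial derivative, so one of $q_X,q_Y$ would have order $m-1$ and could not be divisible by $q$. So $q$ is a unit, we may take $q=1$, and a power series with both derivatives zero is constant. For general $f\in K$, let $f^D+c_1f^{D-1}+\dots+c_D=0$ be the monic minimal equation. Applying $\partial_X$ gives $\sum_i c_{i,X}f^{D-i}=0$, of lower degree, so $c_{i,X}=0$; likewise $c_{i,Y}=0$. Hence all $c_i\in\mathbb C$, $f$ is algebraic over $\mathbb C$, and $f\in\mathbb C$.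

Let $\Lambda=K(p,\bar p)$, with derivations $\partial_X,\partial_Y$ killing $p,\bar p$, with $\partial_p,\partial_{\bar p}$ killing $K$, and with the bracket (1), where $z,\bar z$ are replaced by $X,Y$. Put
$$\varepsilon=\bar p/p .$$
From now on $h,a_j,b_j,A,B,C,H$ also denote their images under $T_c$. By Lemma 1 and Step 2, $A,B,C,a_0,a_n,h$ are nonzero.

**Step 5: $A,B,H$ are algebraically independent over $\mathbb C$.** Let $P\neq0$ be of minimal degree with $P(A,B,H)=0$. Bracketing with $A$ gives $P_B(A,B,H)\,C=0$, and with $B$ gives $P_A(A,B,H)\,C=0$. As $C\ne0$, $P_A$ and $P_B$ vanish at $(A,B,H)$; by minimality they are zero polynomials. So $P=P(H)$, impossible since $H=hp\bar p$ is transcendental over $\mathbb C$.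

**Step 6: the field of formal integrals.** Let $E=\mathbb C(A,B,H)$, and let $\mathbb F\subset\Lambda$ be the field of elements algebraic over $E$. It has transcendence degree $3$ over $\mathbb C$. We need that it is closed under the bracket.

First, $C\in\mathbb F$: write the relation of Step 4 as $\sum_iP_i(A,B,H)C^i=0$ with polynomials $P_i$ not all zero; by Step 5 not all $P_i(A,B,H)$ vanish. Next, for $a,b\in E$ we have $\{a,b\}=(a_Ab_B-a_Bb_A)\,C\in\mathbb F$, because brackets with $H$ vanish. Now let $a\in E$ and $g\in\mathbb F$ with minimal polynomial $Q$ over $E$. Applying the derivation $\{a,\cdot\}$ to $Q(g)=0$ gives $0=Q^{a}(g)+Q'(g)\{a,g\}$, where $Q^a$ has coefficients in $\mathbb F$; as $Q'(g)\ne0$, $\{a,g\}\in\mathbb F$. For $a=H$ we have $Q^a=0$, so $\{H,g\}=0$. Finally, for $f,g\in\mathbb F$, the derivation $\{\cdot,g\}$ maps $E$ into $\mathbb F$, and the same argument with the minimal polynomial of $f$ gives $\{f,g\}\in\mathbb F$. So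
$$\{\mathbb F,\mathbb F\}\subset\mathbb F,\qquad \{H,\mathbb F\}=0 .$$

**Step 7: degree zero.** Let $\mathbb F_0=\mathbb F\cap K(\varepsilon)$ and
$$f_1=H^n/A^2,\qquad f_2=B^n/A^k .$$
Both are homogeneous of degree $0$ in momenta, so $f_1,f_2\in\mathbb F_0$. With $\mathsf A=\sum a_j\varepsilon^j$ and $\mathsf B=\sum b_j\varepsilon^j$ we have $A=p^n\mathsf A$, $B=p^k\mathsf B$, and
$$f_1=h^n\varepsilon^n/\mathsf A^2,\qquad f_2=\mathsf B^n/\mathsf A^k. \tag{7}$$
*$\mathbb F_0$ is algebraic over $\mathbb C(f_1,f_2)$ and has transcendence degree $2$.* Since $H^n=f_1A^2$ and $B^n=f_2A^k$, $E$ is algebraic over $\mathbb C(A,f_1,f_2)$, so $A,f_1,f_2$ are algebraically independent. Since $\Lambda=K(\varepsilon)(p)$, $\mathsf A\ne0$ and $n\ge1$, $A=p^n\mathsf A$ is transcendental over $K(\varepsilon)$. If some $f\in\mathbb F_0$ were transcendental over $\mathbb C(f_1,f_2)$, then $f_1,f_2,f,A\in\mathbb F$ would be four algebraically independent elements, which is impossible.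

In Example F ($n=k=1$):
$$f_1=\frac{2\varepsilon}{(iz-i\bar z\varepsilon)^2},\qquad f_2=\frac{1+\varepsilon}{iz-i\bar z\varepsilon}.$$

**Step 8: the equation of a formal integral.** For $f\in K(\varepsilon)$ we have $f_p=-\varepsilon f_\varepsilon/p$ and $f_{\bar p}=f_\varepsilon/p$. Hence
$$\{H,f\}=h\bar pf_X+hpf_Y+\tfrac{\varepsilon f_\varepsilon}{p}h_Xp\bar p-\tfrac{f_\varepsilon}{p}h_Yp\bar p
=hp\Bigl[\varepsilon f_X+f_Y+\varepsilon^2\tfrac{h_X}hf_\varepsilon-\varepsilon\tfrac{h_Y}hf_\varepsilon\Bigr],$$
so for all $f\in\mathbb F_0$
$$\varepsilon f_X+f_Y+\theta f_\varepsilon=0,\qquad \theta=\varepsilon\Bigl(\varepsilon\frac{h_X}h-\frac{h_Y}h\Bigr). \tag{8}$$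
In Example F, $\theta=0$ and $f_2$ depends on $X,Y$ only through $z-\bar z\varepsilon$, which is killed by $\varepsilon\partial_X+\partial_Y$.

**Step 9: Jacobians.** For a derivation $v$ of $K$, extended to $K(\varepsilon)$ by $v\varepsilon=0$, put
$$\nu_v(S,T)=S_\varepsilon\,vT-T_\varepsilon\,vS,$$
and write $\nu_X,\nu_Y$ for $v=\partial_X,\partial_Y$. For $S,T\in\mathbb F_0$ substitute $S_Y=-\varepsilon S_X-\theta S_\varepsilon$ and the same for $T$; the $\theta$-terms cancel, and
$$\nu_Y=-\varepsilon\,\nu_X,\qquad \{S,T\}=\tfrac1p(-\varepsilon\nu_X+\nu_Y)=-\tfrac{2\varepsilon}p\,\nu_X,\qquad H\{S,T\}^2=4h\varepsilon^3\nu_X^2\in\mathbb F_0. \tag{9}$$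
The membership is the one place where closedness of $\mathbb F$ under the bracket, and so the relation of Step 4, is used: $H\{S,T\}^2$ lies in $\mathbb F$, and it lies in $K(\varepsilon)$ by the formula. Moreover
$$\{f_1,f_2\}=\frac{\partial f_1}{\partial A}\frac{\partial f_2}{\partial B}\,C=-2nH^nB^{n-1}A^{-k-3}C\neq0,\qquad\text{so}\quad \nu_X(f_1,f_2)\ne0 .$$

**Step 10: every derivation is a vector field on $\mathbb F_0$.** Let $\delta$ be a $\mathbb C$-derivation of $K$, extended by $\delta\varepsilon=0$. There are unique $r,\kappa\in K(\varepsilon)$ with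
$$\delta f=r\,f_X+\kappa\,f_\varepsilon\quad\text{for all }f\in\mathbb F_0,\qquad\text{hence}\quad \nu_\delta(S,T)=r\,\nu_X(S,T)\quad\text{for all }S,T\in\mathbb F_0. \tag{10}$$
Indeed, for $f=f_1,f_2$ this is a linear system for $(r,\kappa)$ with determinant $f_{1,X}f_{2,\varepsilon}-f_{1,\varepsilon}f_{2,X}=-\nu_X(f_1,f_2)\ne0$. With its solution, $\delta-r\partial_X-\kappa\partial_\varepsilon$ is a $\mathbb C$-derivation of $K(\varepsilon)$ that kills $\mathbb C(f_1,f_2)$, hence its algebraic extension $\mathbb F_0$.

This is the decisive gain. The wild $\delta$ is encoded, on $\mathbb F_0$, by two rational functions of one variable $\varepsilon$. By (8), the combination $\delta=\alpha\partial_X+\beta\partial_Y$ with $\alpha,\beta\in K$ has $r=\alpha-\beta\varepsilon$ and $\kappa=-\beta\theta$. These have no poles at finite $\varepsilon$. We shall show that for any $\delta$ the functions $r,\kappa$ have no poles at $\varepsilon\ne0,\infty$, and control them at the two ends.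

## 8. Places of $K(\varepsilon)$ and nonconstant residues

**Definition (place, order, residue).** For $e\in K$ let $t=\varepsilon-e$; for $e=\infty$ let $t=1/\varepsilon$. Let $w=w_e$ be the order in $t$ on $K(\varepsilon)\subset K((t))$. The residue of an element of order $0$ is its constant term, an element of $K$. We say that $w_e$ is trivial on a subfield if all its nonzero elements have order $0$.

A derivation $v$ of $K$ extends to $K((t))$ by
$$v\Bigl(\sum c_it^i\Bigr)=\sum v(c_i)t^i-v(e)\sum i\,c_it^{i-1},$$
that is, $vt=-v(e)$, in agreement with $v\varepsilon=0$; for $e=\infty$, $vt=0$. It is $t$-adically continuous. Also $\partial_\varepsilon=\partial_t$, and $\partial_\varepsilon=-t^2\partial_t$ for $e=\infty$.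

In Example F with $c=0$ (so $z=X$, $\bar z=Y$): at $e=0$, $f_2$ has order $0$ and residue $1/(iX)$; at $e=\infty$, it has order $0$ and residue $-1/(iY)$. At $e=X/Y$ both $f_1,f_2$ have poles, but $f_1/f_2^2=2\varepsilon/(1+\varepsilon)^2$ has order $0$ and the nonconstant residue $2e/(1+e)^2$. At $e=X$ the residues of $f_1/f_2^2$ and $f_2$ are $2X/(1+X)^2$ and $(1+X)/(iX-iXY)$. They are algebraically independent over $\mathbb C$, so $w_X$ is trivial on $\mathbb C(f_1,f_2)$, and then on its algebraic extension $\mathbb F_0$. So both kinds of place occur.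

**Lemma 3.** Let $G$ be a field with $\mathbb C(f_1,f_2)\subset G\subset\mathbb F_0$ and let $w_e$ be nontrivial on $G$. Then some $S\in G$ has $w_e(S)=0$ and residue $\notin\mathbb C$.

*Proof.* Suppose not. Let $w_e(G^*)=m\mathbb Z$ with $m>0$, and choose $T\in G$ with $w_e(T)=m$. If $f\in G^*$ has order $am$, then $f/T^a\in G$ has order $0$, hence residue $\gamma\in\mathbb C$, and $f-\gamma T^a\in G$ is zero or has larger order. Iterating, $f$ is a Laurent series in $T$ with coefficients in $\mathbb C$, converging $t$-adically. In particular $f_1=F_1(T)$, $f_2=F_2(T)$. By continuity of $\partial_X$ and $\partial_\varepsilon$,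
$$\nu_X(f_1,f_2)=F_1'(T)F_2'(T)\,(T_\varepsilon T_X-T_\varepsilon T_X)=0,$$
contradicting Step 9.

## 9. A derivation that fixes both ends kills every coefficient

**Proposition 1.** Let $\delta$ be a $\mathbb C$-derivation of $K$ such that

(i) $\delta a_0=\delta a_n=0$;

(ii) there are $S,S'\in\mathbb F_0$ with $w_0(S)=0$, $w_\infty(S')=0$, residues $s\notin\mathbb C$ at $\varepsilon=0$ and $s'\notin\mathbb C$ at $\varepsilon=\infty$, and $\delta s=\delta s'=0$.

Then $\delta h=0$, $\delta a_j=0$, $\delta b_j=0$ for all $j$.

To see what (ii) is for, look at $\delta=\alpha\partial_X+\beta\partial_Y$, with $r=\alpha-\beta\varepsilon$. We shall find $s_Y=0$, $s'_X=0$. So $\delta s=0$ says $\alpha=0$, that is $r(0)=0$, and $\delta s'=0$ says $\beta=0$, that is $r$ has no pole at $\infty$. Now the general proof. Take $r,\kappa$ as in (10).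

**Step 11: $r,\kappa$ are regular at every $e\in K$, $e\ne0$.** Here $w(\varepsilon)=0$, since $\varepsilon=e+t$.

*Case 1: $w$ is trivial on $\mathbb F_0$.* Then $f_1,f_2\in K[[t]]$, and $K[[t]]$ is preserved by $\partial_\varepsilon$ and by all $v$. By (9) the nonzero element $4h\varepsilon^3\nu_X(f_1,f_2)^2$ lies in $\mathbb F_0$, so it has order $0$; as $h$ and $\varepsilon$ have order $0$, $w(\nu_X(f_1,f_2))=0$. With $S=f_1$, $T=f_2$, the formulas
$$r=\frac{\nu_\delta(S,T)}{\nu_X(S,T)},\qquad \kappa=\frac{T_X\,\delta S-S_X\,\delta T}{\nu_X(S,T)}$$
(the second from $T_X\delta S-S_X\delta T=\kappa(T_XS_\varepsilon-S_XT_\varepsilon)$) show $r,\kappa\in K[[t]]$. (For this $S$, which is local to Case 1, condition (ii) plays no role.)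

*Case 2: $w$ is nontrivial on $\mathbb F_0$.* By Lemma 3 with $G=\mathbb F_0$ choose $S\in\mathbb F_0$ with $S=s+s_1t+\cdots$, $s\notin\mathbb C$ (again a choice local to this step), and choose $T\in\mathbb F_0$ with $T=\tau t^m+\cdots$, $m>0$, $\tau\neq0$. For any derivation $v$ of $K$,
$$S_\varepsilon=s_1+O(t),\quad vS=v(s)-s_1v(e)+O(t),\quad T_\varepsilon=m\tau t^{m-1}+O(t^m),\quad vT=-m\tau v(e)t^{m-1}+O(t^m).$$
In $\nu_v(S,T)=S_\varepsilon vT-T_\varepsilon vS$ the terms with $v(e)$ cancel, and
$$\nu_v(S,T)=-m\tau\,v(s)\,t^{m-1}+O(t^m). \tag{11}$$
By Lemma 2, $s_X\ne0$ or $s_Y\neq0$, so $\nu_X$ or $\nu_Y$ has order exactly $m-1$; by $\nu_Y=-\varepsilon\nu_X$ and $w(\varepsilon)=0$ both do. By (11), $w(\nu_\delta)\ge m-1$, so $r=\nu_\delta/\nu_X$ is regular. Then in $\delta T=rT_X+\kappa T_\varepsilon$ we have $w(\delta T),w(rT_X)\ge m-1$ and $w(T_\varepsilon)=m-1$, so $\kappa$ is regular.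

**Step 12: at $\varepsilon=0$ both $r$ and $\kappa$ vanish.** Here $t=\varepsilon$ and $vt=0$. Take $S$ from (ii) and $T=f_1=\tau t^n+\cdots$ with $\tau=h^n/a_0^2$, by (7). Setting $\varepsilon=0$ in (8) for $S$, where $\theta=O(\varepsilon)$, gives $s_Y=0$, hence $s_X\ne0$ by Lemma 2. Now $vT=O(t^n)$, $T_\varepsilon=n\tau t^{n-1}+O(t^n)$ and $vS=v(s)+O(t)$, so
$$\nu_v(S,T)=-n\tau\,v(s)\,t^{n-1}+O(t^n).$$
Thus $w(\nu_X)=n-1$, while $\delta s=0$ gives $w(\nu_\delta)\ge n$. So $r=\nu_\delta/\nu_X=O(t)$. In $\delta T=rT_X+\kappa T_\varepsilon$ we have $w(\delta T)\ge n$, $w(rT_X)\ge n+1$, $w(T_\varepsilon)=n-1$, so $w(\kappa)\ge1$.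

**Step 13: at $\varepsilon=\infty$, $r$ is regular and $\kappa=O(\varepsilon)$.** Here $t=1/\varepsilon$, $\partial_\varepsilon=-t^2\partial_t$, $vt=0$. Take $S'$ from (ii) and $T=f_1=\tau't^n+\cdots$ with $\tau'=h^n/a_n^2$, by (7) and $\mathsf A=a_n\varepsilon^n+\cdots$. Dividing (8) by $\varepsilon$ gives
$$f_X+t\,f_Y-\Bigl(t\frac{h_X}h-t^2\frac{h_Y}h\Bigr)f_t=0 .$$
For $f=S'$ at $t=0$ this says $s'_X=0$, hence $s'_Y\ne0$. Put $\nu'_v=S'_t\,vT-T_t\,vS'$. Then $\nu_v(S',T)=-t^2\nu'_v$, and as in Step 12
$$\nu_v'=-n\tau'\,v(s')\,t^{n-1}+O(t^n).$$
So $w(\nu'_Y)=n-1$. From $\nu_Y=-\varepsilon\nu_X$ we get $\nu'_X=-t\,\nu'_Y$, so $w(\nu_X')=n$. From $\delta s'=0$, $w(\nu'_\delta)\ge n$. Hence $r=\nu'_\delta/\nu'_X$ is regular. In $\delta T=rT_X-\kappa t^2T_t$ we have $w(\delta T),w(rT_X)\ge n$ and $w(T_t)=n-1$. So $w(\kappa t^2)\ge1$, i.e. $w(\kappa)\ge-1$.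

**Step 14: conclusion.** As $K$ is algebraically closed, Steps 11–13 cover all places of $K(\varepsilon)$ over $K$. The rational function $r$ has no poles, so it is constant; it vanishes at $0$, so $r=0$. And $\kappa$ is a polynomial of degree at most $1$ vanishing at $0$, so $\kappa=\kappa_0\varepsilon$ with $\kappa_0\in K$. Thus
$$\delta f=\kappa_0\,\varepsilon f_\varepsilon\qquad(f\in\mathbb F_0).$$
Apply this to $f_1$. Leading terms at $\varepsilon=0$ give $\delta(h^n/a_0^2)=n\kappa_0\,h^n/a_0^2$. Leading terms at $\infty$, where $\varepsilon\partial_\varepsilon=-t\partial_t$, give $\delta(h^n/a_n^2)=-n\kappa_0\,h^n/a_n^2$. By (i), these say $\delta h/h=\kappa_0$ and $\delta h/h=-\kappa_0$. So $\kappa_0=0$, $\delta h=0$, and $\delta=0$ on $\mathbb F_0$.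

Finally use (7). From $\delta f_1=0$ and $\delta(h^n\varepsilon^n)=0$ we get $\delta(\mathsf A^2)=0$, so $\delta\mathsf A=0$. From $\delta f_2=0$ we get $\delta(\mathsf B^n)=0$, so $\delta\mathsf B=0$ (recall $\mathsf A,\mathsf B\neq0$). Comparing coefficients of $\varepsilon^j$: $\delta a_j=\delta b_j=0$. This proves Proposition 1.

## 10. Holomorphic residues, and algebraicity of the Taylor series

To use Proposition 1 with a $\delta$ that kills analytic functions we need residues $s,s'$ that come from analytic functions. Lemma 1 supplies them.

**Lemma 4.** There is $S\in\mathbb C(f_1,f_2)$ with $w_0(S)=0$ and residue $T_c\zeta\notin\mathbb C$, where $\zeta$ is a quotient of two holomorphic functions on $U$. There is $S'\in\mathbb C(f_1,f_2)$ with $w_\infty(S')=0$ and residue $T_c\eta\notin\mathbb C$, where $\eta$ is a quotient of two antiholomorphic functions on $U$. (Here $T_c(\phi_1/\phi_2)$ means $T_c\phi_1/T_c\phi_2$.)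

*Proof.* By (7), $w_0(f_1)=w_\infty(f_1)=n>0$. So Lemma 3 with $G=\mathbb C(f_1,f_2)$ gives $S,S'$ of order $0$ with residues not in $\mathbb C$. Write $S$ as a quotient of nonzero polynomials in $f_1,f_2$, and multiply numerator and denominator by a high power $A^m$. Since $A^mf_1^if_2^j=A^{m-2i-kj}H^{ni}B^{nj}$, we get $S=N_1/N_2$ where $N_1,N_2$ are polynomials in $A,B,H$ with constant complex coefficients, homogeneous in momenta of the same degree $d=nm$. So $N_1,N_2$ are Taylor series of smooth complex polynomial integrals over $U$, not identically zero. By Lemma 1 the lowest coefficient of $N_l$ that is not identically zero on $U$ is $h^{i_l}\phi_l$, with $i_l$ its index and $\phi_l\not\equiv0$ holomorphic on $U$, and its Taylor series at $c$ is nonzero. Dividing by $p^d$, we see that $w_0(S)=i_1-i_2$. This is $0$, so $i_1=i_2$, the powers of $h$ cancel, and the residue is $T_c\phi_1/T_c\phi_2$. At $\infty$ use the highest coefficients $h^{d-i_l}\psi_l$, $\psi_l$ antiholomorphic, in the same way.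

In Example F, $S=S'=f_2=B/A$, with $\zeta=1/(iz)$ and $\eta=-1/(i\bar z)$.

**Proposition 2.** For every $c\in U$ the series $T_ch,T_ca_j,T_cb_j$ are algebraic over $L_c:=\operatorname{Frac}T_c(C^\omega(U))$.

*Proof.* Suppose one of them, $y$, is transcendental over $L_c\subset K$. By Section 5 there is a derivation $\delta$ of $K$, trivial on $L_c\supset\mathbb C$, with $\delta y=1$. Since $a_0,a_n,T_c\zeta,T_c\eta\in L_c$, hypotheses (i) and (ii) of Proposition 1 hold with $S,S'$ from Lemma 4. Hence $\delta y=0$, a contradiction.

Note that no zero of $a_0$ was excluded: formally at $c$, only $T_ca_0\neq0$ matters, and that holds everywhere. This is where the exceptional set of the first guess disappears. Note also that $L_c$ is built from functions analytic on *all* of $U$, not from germs at $c$; this is about to matter.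

## 11. Smooth functions with algebraic Taylor series

**Lemma 5.** Let $f\in C^\infty(U)$ be such that for every $c\in U$, $T_cf$ is algebraic over $L_c$. Then $f\in C^\omega(U)$.

Two examples show what the proof must use. The function $x_1^m|x_1|$ with $m$ even satisfies $f^2=x_1^{2m+2}$ and is not analytic; it is not $C^\infty$. The function $e^{-1/x_1^2}$ (extended by $0$), on a disc around the origin, is $C^\infty$, analytic near every point with $x_1\ne0$, and has Taylor series $0$ where $x_1=0$. If $L_c$ were built from germs at $c$, it would be a counterexample. So the proof must carry an equation from a good point to a bad one, and it can, because the coefficients live on $U$.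

**Step 15: derivatives satisfy the same hypothesis.** $L_c$ is closed under $\partial_X,\partial_Y$. If $y$ is algebraic over $L_c$, differentiating its minimal equation shows $y_X,y_Y\in L_c(y)$. So every $g=\partial^\alpha f$ satisfies the hypothesis. Clearing denominators: for every $c$ there are $q_0,\dots,q_D\in C^\omega(U)$, not all zero, with $\sum_eT_c(q_e)(T_cg)^e=0$.

**Step 16: $T_cf$ converges for every $c$.** It is a root of a nonzero polynomial $Q(u)$ over the ring $\mathbb C\{X,Y\}$ of convergent series. We use Artin's approximation theorem (M. Artin, *On the solutions of analytic equations*, Invent. Math. 5 (1968)): if an analytic equation $\Phi(X,Y,u)=0$ with $\Phi\in\mathbb C\{X,Y,u\}$ has a formal solution $\hat u(X,Y)$ with $\hat u(0,0)=0$, then for every $N$ it has a convergent solution $u_N$ with $u_N\equiv\hat u$ modulo terms of order $\ge N$. Apply it to $\Phi(X,Y,u)=Q(f(c)+u)$ and $\hat u=T_cf-f(c)$. The polynomial $Q$ has only finitely many roots in the domain $\mathbb C[[X,Y]]$, so one and the same convergent root $f(c)+u_N$ occurs for infinitely many $N$. It agrees with $T_cf$ to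 arbitrarily high order, hence equals it. Convergence in $(X,Y)$ and in $(x_1,x_2)$ are equivalent, since the two differ by an invertible linear substitution.

Convergence of $T_cf$ does not yet say that $f$ is its sum.

**Step 17: a one-variable fact.** *Let $q_e(t)$, $0\le e\le D$, be analytic near $t=0$, not all $\equiv0$, and let $u$ be $C^\infty$ on $[0,\eta)$ with $\sum_eq_e(t)u(t)^e=0$ for $t\in(0,\eta)$. Then on some $(0,\eta')$, $u$ is the sum of a convergent power series, namely its Taylor series at $0$.*

Lower $D$ so that $q_D\not\equiv0$. Then $D\ge1$, as otherwise $q_0$ would vanish on an interval. By Newton–Puiseux the polynomial factors as $q_D(t)\prod_i(u-\rho_i(t))$ with convergent Puiseux series $\rho_i$ in some $t^{1/N}$, finitely many negative exponents allowed. A nonzero convergent Puiseux series has no zeros at small $t>0$. So on a small interval $(0,\eta_1)$ we have $q_D\ne0$, and distinct ones among the $\rho_i$ have different values at each $t$. Hence $(0,\eta_1)$ is the disjoint union of the finitely many relatively closed sets $\{u=\rho_i\}$, and by connectedness $u$ equals one $\rho_i=:\rho$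 on it.

Suppose an exponent not in $\mathbb Z_{\ge0}$ occurs in $\rho$, and let $\sigma$ be the least such exponent. Subtracting the finitely many terms of smaller exponent, which form a polynomial, leaves a function that is smooth on $[0,\eta_1)$ and $\sim y\,t^\sigma$ with $y\neq0$ as $t\to0$. But by Taylor's formula a smooth function on $[0,\eta_1)$ is either $\sim\gamma t^m$ with $\gamma\ne0$, $m\in\mathbb Z_{\ge0}$, or $O(t^N)$ for every $N$. This is a contradiction. So $\rho$ is a convergent power series in $t$ that equals $u$ for small $t\geq0$, hence is its Taylor series at $0$.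

**Step 18: a set where the Taylor bounds are uniform.** Let $E\subset U$ be the relatively closed set of points near which $f$ is not real-analytic, and suppose $E\ne\emptyset$. In the coordinates $x_1,x_2$ put, for integers $\mathcal K\ge1$,
$$E_{\mathcal K}=\{a\in E:\ |\partial^\alpha f(a)|\le\alpha!\,\mathcal K^{|\alpha|+1}\ \text{for all }\alpha\}.$$
These sets are closed in $E$. By Step 16, for each $a\in E$ there are $M,R>0$ with $|\partial^\alpha f(a)|\le\alpha!\,MR^{-|\alpha|}$ for all $\alpha$, so $a\in E_{\mathcal K}$ once $\mathcal K\ge\max(1,M,1/R)$. Hence $E=\bigcup_{\mathcal K}E_{\mathcal K}$. The space $E$ is locally compact, so by Baire's theorem there are $\mathcal K\ge1$, $c_0\in E$ and $0<\rho\le\frac1{2\mathcal K}$ such that the closure of $B(c_0,\rho)$ is a compact subset of $U$ and $E\cap B(c_0,\rho)\subset E_{\mathcal K}$.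

**Step 19: from a good point to the nearest bad one.** Let $x\in B(c_0,\rho/2)\setminus E$. The closed ball about $x$ of radius $|x-c_0|<\rho/2$ lies in $B(c_0,\rho)$ and contains $c_0\in E$. So there is a point $a\in E$ nearest to $x$, with $0<|x-a|<\rho/2\le\frac1{4\mathcal K}$ and $a\in B(c_0,\rho)$, hence $a\in E_{\mathcal K}$. The segment $(a,x]$ does not meet $E$, as its points are closer to $x$ than $a$ is. The Taylor series $f_a$ of $f$ at $a$ converges on the complex polydisc of radius $1/\mathcal K$ about $a$, and on that of radius $\frac1{2\mathcal K}$ it is bounded by $\mathcal K\sum_\alpha2^{-|\alpha|}=4\mathcal K$.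

**Step 20: claim, $\partial^\alpha f(x)=\partial^\alpha f_a(x)$ for all $\alpha$.** Let $g=\partial^\alpha f$. By Step 15 at the point $x$, and since $g$ is analytic near $x$, there are $q_e\in C^\omega(U)$, not all zero, with $\sum q_eg^e=0$ near $x$. As $g$ is analytic on $U\setminus E$, analytic continuation extends this identity to the component $W$ of $U\setminus E$ that contains $(a,x]$.

We want to restrict to the segment, and must prevent all $q_e$ from vanishing on it. Let $\ell$ be a real affine function defining the line through $a$ and $x$. An element of $C^\omega(U)$ that vanishes on $\{\ell=0\}\cap U$ is divisible by $\ell$ in $C^\omega(U)$: locally at points of the line this is seen on power series with $\ell$ as one coordinate, and elsewhere $\ell\neq0$. A nonzero element of $C^\omega(U)$ is not divisible by all powers of $\ell$, since its Taylor series at $a$ is nonzero and $\ell(a)=0$. So we can divide all $q_e$ by their maximal common power of $\ell$. The identity persists on $W\setminus\{\ell=0\}$, hence on $W$ by continuity, and now not all $q_e$ vanish identically on the interval $\{\ell=0\}\cap U$.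

Put $\gamma(t)=a+t(x-a)$. The functions $q_e\circ\gamma$ are analytic near $[0,1]$ and not all $\equiv0$; $g\circ\gamma$ is $C^\infty$ on $[0,1]$ and analytic on $(0,1]$; and $\sum(q_e\circ\gamma)(g\circ\gamma)^e=0$ on $(0,1]$. By Step 17, near $t=0$ the function $g\circ\gamma$ equals its Taylor series at $0$. That series is the Taylor series of $(\partial^\alpha f_a)\circ\gamma$, because the Taylor series of $g$ at $a$ is $\partial^\alpha f_a$. So $g\circ\gamma$ and $(\partial^\alpha f_a)\circ\gamma$ agree for small $t>0$; both are analytic on $(0,1]$, so they agree at $t=1$.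

**Step 21: contradiction.** The polydisc of radius $\frac1{4\mathcal K}$ about $x$ lies in the polydisc of radius $\frac1{2\mathcal K}$ about $a$, where $|f_a|\le4\mathcal K$. By the claim and Cauchy's inequalities,
$$|\partial^\alpha f(x)|=|\partial^\alpha f_a(x)|\le\alpha!\;4\mathcal K\,(4\mathcal K)^{|\alpha|}\qquad\text{for all }\alpha.$$
For $x\in E\cap B(c_0,\rho/2)\subset E_{\mathcal K}$ this bound holds as well. So it holds on all of $B(c_0,\rho/2)$. There the Taylor remainder of order $m$ for an increment $v$ is at most $(m+1)(4\mathcal K)^{m+1}|v|^m$, which tends to $0$ when $|v|<1/(4\mathcal K)$. Hence $f$ is real-analytic on $B(c_0,\rho/2)$, contradicting $c_0\in E$. This proves Lemma 5.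

**Proof of Theorem A.** Let $U$ be any disc of any isothermal chart. By Proposition 2, Lemma 5 applies to $h$, $a_j$, $b_j$. So $\lambda=2/h$ and all coefficients of $B$ and of the normalized $A$ are real-analytic on $U$. By Step 1 so are the coefficients of the original $A$. In particular the conjecture holds, with empty exceptional set.

## 12. Algebraicity over $\mathbb C(\zeta,\bar\zeta)$: proof of Theorem B

Let $M$ be connected and oriented. Its positively oriented isothermal charts make it a Riemann surface.

**Step 22: the end indices are global.** By Lemma 1 and unique continuation of holomorphic and antiholomorphic functions, the least (or greatest) index of a coefficient of an integral that is not identically zero on a disc is the same on every smaller disc. By (4) it does not depend on the chart, so by connectedness it is the same on all of $M$. Hence the normalization $A=H^jA'$ of Step 1 is global, and we work with $A'$, written $A$.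

**Step 23: a global meromorphic $\zeta$.** Let $S=N_1/N_2\in\mathbb C(f_1,f_2)$ be as in Lemma 4, chosen at one point, and let $i=i_1=i_2$ be the common least index. The $N_l$ are polynomials in $A,B,H$ with constant coefficients, so they are integrals on all of $M$. By (4) the functions $\phi_l=n_i^{(l)}/h^i$ are both multiplied by
$$\frac{w'^{\,d-i}\,\overline{w'}^{\,i}}{|w'|^{2i}}=w'^{\,d-2i}$$
under a change of chart. So $\zeta=\phi_1/\phi_2$ is a meromorphic function on $M$, nonconstant since its Taylor quotient at the chosen point is not in $\mathbb C$. At every point $c$, $w_0(S)=0$ with residue $T_c\zeta$.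

Let $S^*$ be obtained from $S$ by conjugating the constants. As $A,B,H$ are real, $S^*=\overline{N_1}/\overline{N_2}$. Conjugation exchanges $p$ and $\bar p$, so the greatest index of $\overline{N_l}$ is $d-i$, with coefficient $\overline{n_i^{(l)}}=h^i\,\overline{\phi_l}$. Hence $w_\infty(S^*)=0$ with residue $T_c\bar\zeta$.

**Step 24: $\zeta$ as a chart.** Take a point $c$ where $\zeta$ is holomorphic with $\zeta'\neq0$, and use $z=\zeta$ as chart. Then the residues of $S$ at $0$ and of $S^*$ at $\infty$ are
$$s=X+\zeta(c),\qquad s'=Y+\overline{\zeta(c)} .$$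

**Step 25: residues at $\varepsilon=0$ are algebraically dependent.** Let $S_1,S_2\in\mathbb F_0$ have order $0$ at $\varepsilon=0$, with residues $s_1,s_2$. As $\mathbb F_0$ has transcendence degree $2$, there is a nontrivial polynomial relation among $S_1,S_2,f_1$ over $\mathbb C$. Dividing by a power of $f_1$, we may write it $\sum_{i\ge0}P_i(S_1,S_2)f_1^i=0$ with $P_0\neq0$. Setting $\varepsilon=0$, where $f_1$ vanishes, gives $P_0(s_1,s_2)=0$.

**Step 26: $a_0$ is algebraic over $\mathbb C(X)$, and $a_n$ over $\mathbb C(Y)$.** To use Step 25 we need an element of $\mathbb F_0$ whose residue is essentially $a_0$. The element $\{A,S\}$ lies in $\mathbb F$ by Step 6. With $A=p^n\mathsf A$ we have $A_p=p^{n-1}(n\mathsf A-\varepsilon\mathsf A_\varepsilon)$ and $A_{\bar p}=p^{n-1}\mathsf A_\varepsilon$, so by (1)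
$$\{A,S\}=p^{n-1}\bigl[(n\mathsf A-\varepsilon\mathsf A_\varepsilon)S_X+\mathsf A_\varepsilon S_Y+\varepsilon S_\varepsilon\mathsf A_X-S_\varepsilon\mathsf A_Y\bigr].$$
At $\varepsilon=0$ we have $S_X=1$, $S_Y=0$, $\mathsf A=a_0$ and $\mathsf A_Y=a_{0,Y}=0$, since $a_0$ is holomorphic. Hence $\{A,S\}=p^{n-1}(na_0+O(\varepsilon))$. The element $\{A,S\}^n/A^{n-1}$ has degree $n(n-1)-n(n-1)=0$ in momenta, so it lies in $\mathbb F_0$; at $\varepsilon=0$ it has order $0$ and residue $(na_0)^n/a_0^{n-1}=n^na_0$. By Step 25, $X+\zeta(c)$ and $n^na_0$ satisfy a nontrivial polynomial relation over $\mathbb C$. Since $X+\zeta(c)$ is transcendental over $\mathbb C$, this relation stays nontrivial as an equation for $a_0$ over $\mathbb C(X)$. So $a_0$ is algebraic over $\mathbb C(X)$. Since $a_n=\overline{a_0}$, conjugation (which exchanges $X$ and $Y$) shows that $a_n$ is algebraic over $\mathbb C(Y)$.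

**Step 27: conclusion at $c$.** Any derivation $\delta$ of $K$ trivial on $\mathbb C(X,Y)$ kills $a_0,a_n,s,s'$. So it satisfies (i) and (ii) of Proposition 1, with $S$ and $S'=S^*$, and it kills $h,a_j,b_j$. Exactly as in Proposition 2, these are then algebraic over $\mathbb C(X,Y)$. By Theorem A they are real-analytic, so near $c$ they satisfy nontrivial polynomial relations over $\mathbb C$ with $\zeta,\bar\zeta$.

**Step 28: the same relation everywhere.** In terms of an arbitrary holomorphic chart $z$, the conformal factor and the coefficients in the coordinate $\zeta$ are, by (4),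
$$\lambda/|\zeta'|^2,\qquad a_j\,\zeta'^{\,n-j}\,\overline{\zeta'}^{\,j},\qquad b_j\,\zeta'^{\,k-j}\,\overline{\zeta'}^{\,j}.$$
They do not depend on the chart $z$, and by Theorem A they are real-analytic on $M\setminus\{\text{poles and critical points of }\zeta\}$, which is connected because a discrete closed set has been removed from a connected surface. A relation $P(\zeta,\bar\zeta,\cdot)=0$ valid near $c$ therefore holds on all of this set. The coefficients of the original $A=H^jA'$ are polynomials in $h$ and the coefficients of $A'$ in the coordinate $\zeta$, hence also algebraic over $\mathbb C(\zeta,\bar\zeta)$, with one relation valid everywhere by the same continuation. This proves Theorem B.
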